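\title{Every extreme ray of the holographic entropy cone is a coarse-grained extreme ray of a subadditivity cone}

\begin{abstract}
The holographic entropy cone for $N$ parties is the set of min-cut vectors of weighted graphs whose boundary vertices carry $N+1$ labels. It lies inside the cone cut out by subadditivity. We prove that every extreme ray of the holographic entropy cone is the coarse-graining of an extreme ray of a subadditivity cone for some number $N'\ge N$ of parties that is itself realized by a graph. More generally, a ray of the holographic cone arises in this way if and only if it contains a rational vector and is indecomposable. The proof splits each party into leaves of weight one. A parity argument shows that adding one leaf to any set changes the entropy by exactly $\pm1$, and the subadditivity inequalities saturated as a result determine the fine-grained vector up to scale.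
\end{abstract}

\section{Two cones and a conjecture}\label{sec:intro}

\subsection*{Pure functions and subadditivity}
Fix an integer $N\ge1$. There are $N$ \emph{parties} $1,\dots,N$ and a \emph{purifier} $N+1$; the elements of $X=[N+1]=\{1,\dots,N+1\}$ are called \emph{labels}. An $N$-party entropy vector is a vector $(S_J)$ indexed by the nonempty subsets $J\subseteq[N]$. It extends in exactly one way to a function $S\colon 2^X\to\mathbb R$ with
\[
S_\emptyset=0,\qquad S_J=S_{X\setminus J}\quad (J\subseteq X).
\]
Such a function is called \emph{pure}, and we identify $\mathbb R^{2^N-1}$ with the space of pure functions; in this form all $N+1$ labels play the same role. We write $JK$ for $J\cup K$, $J\ell$ for $J\cup\{\ell\}$ and $S_\ell$ for $S_{\{\ell\}}$. For disjoint $J,K\subseteq X$ the \emph{mutual information} is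
\[
I(J:K)=S_J+S_K-S_{JK}.
\]
The \emph{subadditivity cone} $\mathrm{SAC}_N$ is the polyhedral cone of pure functions with $I(J:K)\ge0$ for all disjoint $J,K\subseteq X$. The terminology comes from quantum mechanics: the von Neumann entropies of the subsystems of a pure state on $N+1$ subsystems form a pure function in this cone. Every $S\in\mathrm{SAC}_N$ is nonnegative, because $S_J=\frac12 I(J:X\setminus J)$.

\subsection*{Graph models}
A \emph{graph model} for $N$ parties is a finite undirected graph with vertex set $V$, edge set $E$ and weights $w\in\mathbb R^E_{\ge0}$, together with a set of \emph{boundary} vertices, each labeled by an element of $X$. The other vertices are \emph{bulk} vertices. For $W\subseteq V$ let $w(\partial W)$ be the total weight of the edges with exactly one endpoint in $W$. Call $W$ \emph{admissible} for $J\subseteq X$ if it contains all boundary vertices with label in $J$ and none with label outside $J$, and put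
\begin{equation}\label{eq:mincut}
S_J=\min\{w(\partial W): W\text{ admissible for }J\}.
\end{equation}
For $\emptyset\ne J\subseteq[N]$ these numbers form the \emph{entropy vector} of the model. The formula for the remaining $J$ gives its pure extension, since $W\mapsto V\setminus W$ preserves the weight and exchanges the sets admissible for $J$ and for $X\setminus J$, and $W=\emptyset$ is admissible for $J=\emptyset$. The \emph{holographic entropy cone} $\mathrm{HEC}_N$ is the set of entropy vectors of graph models. It is a convex cone: scaling the weights scales $S$, and the entropy vector of a disjoint union of two models is the sum of their vectors. It is contained in $\mathrm{SAC}_N$ (Lemma~\ref{lem:ssa}). It is also polyhedral, but we shall not use this.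

A \emph{ray} is a set $\{\lambda v:\lambda>0\}$ with $v\neq0$. It is \emph{realized by a graph model} if it contains an entropy vector of a graph model, that is, by scaling, if it lies in $\mathrm{HEC}_N$. The ray of a vector $v\ne0$ in a convex cone $\mathcal C$ is an \emph{extreme ray} of $\mathcal C$ if $v=a+b$ with $a,b\in\mathcal C$ forces $a$ and $b$ to be nonnegative multiples of $v$; the same then holds for the terms of any finite sum $v=\sum_k a_k$ with $a_k\in\mathcal C$. A decomposition inside $\mathrm{HEC}_N$ is one inside $\mathrm{SAC}_N$, so
\begin{equation}\label{eq:inherit}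
\text{an extreme ray of }\mathrm{SAC}_N\text{ realized by a graph model is an extreme ray of }\mathrm{HEC}_N .
\end{equation}

\subsection*{Small cases}
For $N=1$ both cones are the half-line $S_1\ge0$. For $N=2$ take the coordinates $(S_1,S_2,S_3)$, where $S_3=S_{12}$. The cone $\mathrm{SAC}_2$ is given by the three triangle inequalities $S_i+S_j\ge S_k$, so it is simplicial with extreme rays through $(1,1,0)$, $(1,0,1)$, $(0,1,1)$. Each of these is realized by a single edge of weight one, and therefore $\mathrm{HEC}_2=\mathrm{SAC}_2$. For $N=3$ the cones differ. The \emph{parity vector}
\begin{equation}\label{eq:parityvector}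
\pi_J=|J| \bmod 2\in\{0,1\},\qquad J\subseteq[4],
\end{equation}
is pure because $|X|=4$ is even, and subadditive because $|JK|$ can be odd only if $|J|$ or $|K|$ is odd. It has $\pi_{13}+\pi_{23}=0<2=\pi_3+\pi_{123}$, which is impossible for a min-cut function (Lemma~\ref{lem:ssa}).

The two cones are described in opposite ways. The cone $\mathrm{SAC}_N$ comes with an explicit list of inequalities, and each of its extreme rays is determined by the list of mutual informations that vanish on it. The cone $\mathrm{HEC}_N$ is defined by the existence of a graph. Statement \eqref{eq:inherit} produces extreme rays of the second cone from the first, and one may ask whether all of them can be traced back to subadditivity once more parties are allowed.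

\subsection*{Coarse-graining}
Let $N'\ge N$. A \emph{coarse-graining} of $N'$ parties into $N$ blocks is a partition of $X'=[N'+1]$ into nonempty blocks $B_1,\dots,B_{N+1}$, the last of which is the new purifier. With $B_J=\bigcup_{j\in J}B_j$, the associated linear map $\Lambda\colon\mathbb R^{2^{N'}-1}\to\mathbb R^{2^N-1}$ is
\[
(\Lambda S')_J=S'_{B_J}\qquad(J\subseteq X).
\]
It keeps the components of $S'$ that separate no two labels of the same block. It maps $\mathrm{HEC}_{N'}$ into $\mathrm{HEC}_N$: give the label $j$ to every boundary vertex whose label lies in $B_j$. As an example, the star with one bulk center and four boundary vertices attached by edges of weight one has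
\[
(S_1,S_2,S_3;S_{12},S_{13},S_{23};S_{123})=(1,1,1;2,2,2;1),
\]
and the blocks $\{1\},\{2,3\},\{4\}$ send it to the two-party vector $(1,2,1)$. We shall see that the four-leaf star spans an extreme ray of $\mathrm{SAC}_3$ (Example~\ref{ex:unitstep}), whereas $(1,2,1)=(1,1,0)+(0,1,1)$ is not extreme in $\mathrm{SAC}_2$. So coarse-graining reaches rays that are not extreme for subadditivity, and it may reach those extreme rays of $\mathrm{HEC}_N$ that \eqref{eq:inherit} misses. There is a reason to expect that it does: a party with small entropy can share little information with anything else, so cutting parties into small pieces should saturate many inequalities. There is also a reason for doubt: an extreme ray of $\mathrm{SAC}_{N'}$ needs $2^{N'}-2$ independent saturated inequalities, and this number doubles with every new party.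

\subsection*{Results}
The first assertion of the following theorem is posed as a conjecture in \cite{HHR}. As recorded there, it holds for $N\le5$; for $N=3,4$ one can take $N'=N$, while for $N=5$ one needs $N'=8$.

\begin{theorem}\label{thm:main}
For every extreme ray $R$ of $\mathrm{HEC}_N$ there are $N'\ge N$, an extreme ray $R'$ of $\mathrm{SAC}_{N'}$ realized by a graph model, and a coarse-graining of the $N'$ parties into $N$ blocks with $\Lambda R'=R$. The ray $R$ contains a vector realized by a graph model with even integer weights, and for any such vector $S$ one may take
\[
N'+1=\sum_{i=1}^{N+1}\max(S_i,1).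
\]
\end{theorem}

The rays that arise as coarse-grainings can be classified. For $S\in\mathrm{HEC}_N$, $S\neq0$, let $\operatorname{supp}S=\{i\in X:S_i>0\}$. Subadditivity gives $S_J\le\sum_{i\in J}S_i$, so $\operatorname{supp}S\ne\emptyset$, and $S$ vanishes on the complement of $\operatorname{supp}S$ and hence on $\operatorname{supp}S$ itself. Call $S$ \emph{decomposable} if $S_P=0$ for some $P$ with $\emptyset\neq P\subsetneq\operatorname{supp}S$, and \emph{indecomposable} otherwise. These are properties of the ray of $S$. Lemma~\ref{lem:split} explains the name: such a $P$ cuts $S$ into two independent summands.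

\begin{theorem}\label{thm:class}
A ray contained in $\mathrm{HEC}_N$ equals $\Lambda R'$ for some $N'\ge N$, some extreme ray $R'$ of $\mathrm{SAC}_{N'}$ realized by a graph model and some coarse-graining $\Lambda$ if and only if it contains a rational vector and is indecomposable.
\end{theorem}

For instance, the ray of $(1,2,1)$ in $\mathrm{HEC}_2$ satisfies both conditions, the ray of $(1,1,\sqrt2)$ violates the first, and the three-party vector of two disjoint unit edges $12$ and $34$, which has $S_{12}=0$ and support $[4]$, violates the second.

\begin{corollary}\label{cor:cone}
$\mathrm{HEC}_N$ is the convex cone generated by all coarse-grainings, over all $N'\ge N$, of extreme rays of $\mathrm{SAC}_{N'}$ realized by graph models.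
\end{corollary}

\section{The method on a star}\label{sec:example}

Consider the ray of $(1,1,1)$ in $\mathrm{HEC}_2=\mathrm{SAC}_2$. It saturates none of the triangle inequalities, so it lies in the interior of the cone. Theorem~\ref{thm:class} nevertheless says that it is the image of an extreme ray, and here is how to find one.

Realize $S=(2,2,2)$ by a star with a bulk center and three edges of weight $2$ ending at boundary vertices $t_1,t_2,t_3$. Declare the $t_i$ to be bulk vertices, attach to each $t_i$ two new boundary vertices by edges of weight one, and give each of the six new vertices its own label (Figure~\ref{fig:lift}). Let $B_i$ be the pair of labels attached to $t_i$, let $X'=B_1B_2B_3$, and let $\widehat S$ be the new entropy vector.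

\begin{figure}[ht]
\centering
\begin{tikzpicture}
\foreach \a/\n in {90/1,210/2,330/3}{
  \draw[very thick] (0,0)--(\a:1.1);
  \node at ({\a+22}:0.65) {\small $2$};
  \filldraw[fill=white] (\a:1.1) circle (2.5pt);
  \node at (\a:1.45) {$t_{\n}$};
}
\fill (0,0) circle (2.5pt);
\begin{scope}[xshift=6cm]
\foreach \a/\n in {90/1,210/2,330/3}{
  \draw[very thick] (0,0)--(\a:1.1);
  \node at ({\a+22}:0.65) {\small $2$};
  \draw (\a:1.1)--++({\a+35}:0.7);
  \draw (\a:1.1)--++({\a-35}:0.7);
  \filldraw[fill=white] (\a:1.1)++({\a+35}:0.7) circle (2.5pt);
  \filldraw[fill=white] (\a:1.1)++({\a-35}:0.7) circle (2.5pt);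
  \fill (\a:1.1) circle (2.5pt);
  \node at (\a:2.05) {$B_{\n}$};
}
\fill (0,0) circle (2.5pt);
\end{scope}
\end{tikzpicture}
\caption{Left: a graph model for the two-party vector $(S_1,S_2,S_3)=(2,2,2)$. Right: each boundary vertex $t_i$ becomes a bulk vertex carrying $S_i=2$ new boundary vertices on edges of weight one, each with its own label; these labels form the block $B_i$. Boundary vertices are white, bulk vertices black, and thin edges have weight one.}\label{fig:lift}
\end{figure}

To compute $\widehat S_J$, decide which of the $t_i$ lie in the cut, say those with $i\in K$. The cheapest such cut costs $S_K$ in the old graph plus $|J\triangle B_K|$ new edges, where $\triangle$ is the symmetric difference. The choices $K=\emptyset$ and $K=[3]$ cost $|J|$ and $6-|J|$. The choice $K=\{i\}$ costs $|B_i|+|J\triangle B_i|\ge|J|$, and $K=[3]\setminus\{i\}$ costs $|B_i|+|J\triangle B_K|\ge|J\triangle X'|=6-|J|$. Hence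
\[
\widehat S_J=\min(|J|,6-|J|).
\]
In particular $\widehat S_{B_i}=2$, so $\Lambda\widehat S=S$.

Now suppose $\widehat S=Q+Q'$ with $Q,Q'\in\mathrm{SAC}_5$. A mutual information that vanishes for $\widehat S$ is a sum of two nonnegative terms, so it vanishes for $Q$. For $|J|\le2$ and $\ell\notin J$ we have $\widehat S_\ell+\widehat S_J=\widehat S_{J\ell}$. Therefore $Q_J=\sum_{\ell\in J}Q_\ell$ for $|J|\le3$, and by purity the $31$ components of $Q$ are determined by the six numbers $Q_\ell$. Purity on triples gives, for any ordering $a,b,c,d,e,f$ of the labels,
\[
Q_a+Q_b+Q_c=Q_d+Q_e+Q_f,\qquad Q_a+Q_b+Q_d=Q_c+Q_e+Q_f ,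
\]
and the difference of the two equations is $Q_c=Q_d$. All $Q_\ell$ have a common value $q$, so $Q=q\widehat S$, and $\widehat S$ spans an extreme ray of $\mathrm{SAC}_5$.

What made this work is that adding a label to a set changes $\widehat S$ by $+1$ or $-1$ and never by $0$. The factor $2$ is responsible for this. If one starts from the star with three edges of weight one and attaches one leaf to each $t_i$, the new vector is $(1,1,1)$ again; adding the label $2$ to the set $\{1\}$ changes it by $0$, and nothing is saturated.

The general proof follows the example. Section~\ref{sec:unit} shows that a subadditive vector all of whose steps are $\pm1$ or trivially $0$ is a direct sum of extreme rays. Section~\ref{sec:lift} shows that the construction of Figure~\ref{fig:lift} produces such a vector, and that it has a single summand when $S$ is indecomposable. Section~\ref{sec:graphs} first collects what is needed about graph models.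

\section{Strong subadditivity, splitting and integer weights}\label{sec:graphs}

An admissible set never separates two boundary vertices with the same label. Hence the entropy vector does not change if we identify all boundary vertices with the same label, delete the resulting loops, and add an isolated boundary vertex for each label that does not occur. From now on \emph{every label is carried by exactly one boundary vertex}. The reduction keeps even integer weights even.

\begin{lemma}[Strong subadditivity]\label{lem:ssa}
If $S\in\mathrm{HEC}_N$, then $S_J+S_K\ge S_{J\cup K}+S_{J\cap K}$ for all $J,K\subseteq X$. In particular $S\in\mathrm{SAC}_N$, and $I(A:BB')\ge I(A:B)$ for pairwise disjoint $A,B,B'$.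
\end{lemma}

\begin{proof}
For vertex sets $W,W'$ we claim $w(\partial W)+w(\partial W')\ge w(\partial(W\cup W'))+w(\partial(W\cap W'))$. Consider one edge. If it is cut by $W\cup W'$, one endpoint lies in $W$ or $W'$ and the other in neither; if it is cut by $W\cap W'$, one endpoint lies in both and the other misses one of them. In either case it is cut by $W$ or $W'$. If it is cut by both $W\cup W'$ and $W\cap W'$, one endpoint lies outside the union and the other in the intersection, so it is cut by both $W$ and $W'$. This proves the claim. Apply it to minimal cuts for $J$ and $K$, noting that $W\cup W'$ and $W\cap W'$ are admissible for $J\cup K$ and $J\cap K$. Disjoint $J,K$ give subadditivity, and $I(A:BB')-I(A:B)=S_{AB}+S_{BB'}-S_{ABB'}-S_B\ge0$.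
\end{proof}

Both theorems turn on when a vector is a direct sum. For $P\subseteq X$ define the \emph{restriction} $S|_P$ by $(S|_P)_J=S_{J\cap P}$, and say that $P$ \emph{splits} $S$ if
\[
S_J=S_{J\cap P}+S_{J\setminus P}\quad\text{for all }J\subseteq X,\qquad\text{that is,}\qquad S=S|_P+S|_{X\setminus P}.
\]

\begin{lemma}[Splitting]\label{lem:split}
Let $S\in\mathrm{SAC}_N$ and $P\subseteq X$.
\begin{enumerate}
\item[(a)] If $P$ splits $S$, then $S_P=S_{X\setminus P}=0$, and $S|_P$ and $S|_{X\setminus P}$ are pure functions in $\mathrm{SAC}_N$.
\item[(b)] If $P$ splits $S$ and $S\in\mathrm{HEC}_N$, then $S|_P$ and $S|_{X\setminus P}$ lie in $\mathrm{HEC}_N$.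
\item[(c)] If $S\in\mathrm{HEC}_N$ and $S_P=0$, then $P$ splits $S$.
\end{enumerate}
\end{lemma}

\begin{proof}
The hypotheses are symmetric in $P$ and $X\setminus P$, so it suffices to treat $S|_P$.

(a) Taking $J=X$ gives $0=S_P+S_{X\setminus P}=2S_P$. The restriction is pure because
\[
(S|_P)_{X\setminus J}=S_{P\setminus J}=S_{(P\cap J)\cup(X\setminus P)}=S_{P\cap J}+S_{X\setminus P}=(S|_P)_J ,
\]
where the second equality is purity of $S$ and the third is the splitting. Subadditivity of $S|_P$ for $J,K$ is that of $S$ for $J\cap P,K\cap P$.

(b) In a graph model for $S$, turn the boundary vertices with labels outside $P$ into bulk vertices, and add an isolated boundary vertex for each such label. A cut for $J$ may now place the former boundary vertices freely, so the new entropy of $J$ is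
\[
\min_{K\subseteq X\setminus P}S_{(J\cap P)\cup K}=S_{J\cap P}+\min_{K\subseteq X\setminus P}S_K=S_{J\cap P},
\]
since $S_K\ge0=S_\emptyset$.

(c) By Lemma~\ref{lem:ssa}, applied once in each argument, $0\le I(J\cap P:J\setminus P)\le I(P:X\setminus P)=2S_P=0$.
\end{proof}

Part (c) fails for vectors that are only subadditive: the parity vector \eqref{eq:parityvector} has $\pi_{12}=0$, but $\pi_{13}=0\ne\pi_1+\pi_3$.

\begin{lemma}\label{lem:indec}
Let $S'$ span an extreme ray of $\mathrm{HEC}_{N'}$ and let $\Lambda$ be a coarse-graining into $N$ blocks with $S=\Lambda S'\ne0$. Then $S$ is indecomposable.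
\end{lemma}

\begin{proof}
Suppose $S_P=0$ with $\emptyset\ne P\subsetneq\operatorname{supp}S$. Then $S'_{B_P}=0$, and by Lemma~\ref{lem:split}(c) and (b), $S'$ is the sum of $S'|_{B_P}$ and $S'|_{X'\setminus B_P}$, both in $\mathrm{HEC}_{N'}$. Extremality gives $S'|_{B_P}=\lambda S'$ for some $\lambda\ge0$. Evaluating on $B_j$ with $j\in P$ gives $S_j=\lambda S_j$, so $\lambda=1$. Evaluating on $B_j$ with $j\in\operatorname{supp}S\setminus P$ gives $0=\lambda S_j$, so $\lambda=0$, a contradiction.
\end{proof}

A parity argument needs integers, and a graph model has real weights. The entropy vector is not a linear function of the weights, because the minimal cuts change with them. It is linear on the set of weights for which a fixed family of cuts stays minimal, and this set is a rational cone. Recall the Minkowski--Weyl theorem: a cone in $\mathbb R^E$ defined by finitely many linear inequalities with rational coefficients is the set of nonnegative combinations of finitely many rational vectors.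

\begin{lemma}[Integer weights]\label{lem:integer}
Every $S\in\mathrm{HEC}_N$ is a finite nonnegative combination of vectors realized by graph models with even integer weights. Every extreme ray of $\mathrm{HEC}_N$ contains such a vector.
\end{lemma}

\begin{proof}
Let $S$ be realized on the graph $(V,E)$ with weights $w$, and fix a minimal cut $W_J$ for each $\emptyset\ne J\subseteq[N]$. Put
\[
M=\{u\in\mathbb R^E_{\ge0}: u(\partial W_J)\le u(\partial W)\text{ for all }J\text{ and all }W\text{ admissible for }J\},
\]
and $L(u)=(u(\partial W_J))_J$. The map $L$ is linear, $w\in M$, and for $u\in M$ the cuts $W_J$ are minimal, so $L(u)$ is the entropy vector of the graph with weights $u$. The inequalities defining $M$ have integer coefficients. Hence $w=\sum_kc_ku_k$ with $c_k>0$ and rational $u_k\in M$, which we rescale to have even integer entries, and $S=L(w)=\sum_kc_kL(u_k)$. If $S$ spans an extreme ray, every $L(u_k)$ is a nonnegative multiple of $S$ and one of them is nonzero, so it lies on the ray.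
\end{proof}

\section{Unit-step vectors}\label{sec:unit}

View a pure function as a function on the vertices of the cube $2^X$. An edge of the cube joins $J$ to $J\ell$, and the \emph{step} along it is $\Delta_\ell S(J)=S_{J\ell}-S_J$ for $\ell\notin J$. Each edge carries two instances of subadditivity. Indeed, purity gives $S_{X\setminus J\ell}=S_{J\ell}$ and $S_{X\setminus J}=S_J$, so
\begin{equation}\label{eq:steps}
I(\ell:J)=S_\ell-\Delta_\ell S(J),\qquad I(\ell:X\setminus J\ell)=S_\ell+\Delta_\ell S(J).
\end{equation}
Thus $|\Delta_\ell S(J)|\le S_\ell$ in the subadditivity cone, and one of the two instances is saturated exactly when the step is as large as allowed. We isolate the vectors for which this happens on every edge.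

\begin{definition}\label{def:unit}
A vector $S\in\mathrm{SAC}_N$ is \emph{unit-step} if for every $\ell\in X$ we have $S_\ell\in\{0,1\}$ and $\Delta_\ell S(J)\in\{S_\ell,-S_\ell\}$ for all $J\not\ni\ell$. We write $X_1=\{\ell:S_\ell=1\}$.
\end{definition}

If $Q\in\mathrm{SAC}_N$ saturates the same instances as a unit-step vector $S$, then each step of $Q$ in direction $\ell$ is $\pm Q_\ell$ with the sign of the step of $S$, so only the numbers $Q_\ell$ are free. Relations among them come from the square faces of the cube, around which the steps must add up to zero. The quantity attached to the square with corners $J,J\ell,J\ell',J\ell\ell'$, for distinct $\ell,\ell'\notin J$, is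
\begin{equation}\label{eq:D}
\begin{aligned}
D_S(\ell,\ell';J)&=S_{J\ell}+S_{J\ell'}-S_J-S_{J\ell\ell'}\\
&=\Delta_\ell S(J)-\Delta_\ell S(J\ell')=\Delta_{\ell'}S(J)-\Delta_{\ell'}S(J\ell).
\end{aligned}
\end{equation}
It vanishes when opposite sides of the square have equal steps, and such a square gives no relation. For distinct $\ell,\ell'\in X_1$ write $\ell\sim\ell'$ if $D_S(\ell,\ell';J)\ne0$ for some $J$. The connected components of the graph on $X_1$ defined by $\sim$ are the \emph{classes} of $S$.

\begin{proposition}\label{prop:unit}
Let $S\in\mathrm{SAC}_N$ be unit-step.
\begin{enumerate}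
\item[(a)] Every class $C$ splits $S$. Consequently $S_C=0$, $|C|\ge2$, and $S|_C\in\mathrm{SAC}_N$. Moreover $S=\sum_CS|_C$.
\item[(b)] For every class $C$, the vector $S|_C$ spans an extreme ray of $\mathrm{SAC}_N$.
\end{enumerate}
In particular, a unit-step vector with exactly one class spans an extreme ray.
\end{proposition}

\begin{proof}
(a) Let $\ell\in C$ and $\ell'\notin C$. Then $D_S(\ell,\ell';J)=0$ for all $J$: by the definition of classes if $\ell'\in X_1$, and by the last expression in \eqref{eq:D} if $S_{\ell'}=0$, since then all steps $\Delta_{\ell'}S$ vanish. Let $A=\{a_1,\dots,a_m\}\subseteq C$ and $B=\{b_1,\dots,b_n\}\subseteq X\setminus C$, and let $f(i,j)$ be the value of $S$ on $J_{ij}=\{a_1,\dots,a_i,b_1,\dots,b_j\}$. Then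
\[
0=D_S(a_i,b_j;J_{i-1,j-1})=f(i,j-1)+f(i-1,j)-f(i-1,j-1)-f(i,j),
\]
and the sum over $1\le i\le m$, $1\le j\le n$ telescopes to $f(m,0)+f(0,n)-f(0,0)-f(m,n)=I(A:B)$. So $I(A:B)=0$, and $C$ splits $S$. Lemma~\ref{lem:split}(a) gives $S_C=0$ and $S|_C\in\mathrm{SAC}_N$; a class $\{\ell\}$ is excluded because $S_\ell=1$. Splitting off the classes one after another gives $S_J=\sum_CS_{J\cap C}+S_{J\setminus X_1}$, and the last term is zero because all steps in directions outside $X_1$ vanish.

(b) Let $T=S|_C$. For $\ell\in C$ we have $T_\ell=1$, so $T\ne0$, and $\sigma_\ell(J):=\Delta_\ell T(J)=\Delta_\ell S(J\cap C)$ equals $\pm1$. For $\ell\notin C$ we have $T_\ell=0$ and $\Delta_\ell T=0$. For $\ell,\ell'\in C$, each of the four values in $D_S(\ell,\ell';J)$ is the corresponding value of $T$ plus $S_{J\setminus C}$, so $D_T(\ell,\ell';J)=D_S(\ell,\ell';J)$.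

Let $T=Q+Q'$ with $Q,Q'\in\mathrm{SAC}_N$. Every mutual information that vanishes for $T$ vanishes for $Q$. If $\ell\notin C$, both expressions in \eqref{eq:steps} vanish for $T$, hence for $Q$, so $Q_\ell=0$ and $\Delta_\ell Q=0$. If $\ell\in C$, the first expression vanishes when $\sigma_\ell(J)=1$ and the second when $\sigma_\ell(J)=-1$, so
\[
\Delta_\ell Q(J)=\sigma_\ell(J)\,Q_\ell .
\]
Let $\ell\sim\ell'$ in $C$ and choose $J$ with $d=D_T(\ell,\ell';J)\ne0$. The two expressions for $D_Q(\ell,\ell';J)$ in the second line of \eqref{eq:D} give
\[
\bigl(\sigma_\ell(J)-\sigma_\ell(J\ell')\bigr)Q_\ell=\bigl(\sigma_{\ell'}(J)-\sigma_{\ell'}(J\ell)\bigr)Q_{\ell'} ,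
\]
and both brackets equal $d$ by \eqref{eq:D} for $T$. Hence $Q_\ell=Q_{\ell'}$. Since $C$ is connected, $Q_\ell$ has a common value $q\ge0$ on $C$. Then $\Delta_\ell Q=q\,\Delta_\ell T$ for every $\ell\in X$, and $Q_\emptyset=T_\emptyset=0$ gives $Q=qT$. The same argument applies to $Q'$.
\end{proof}

\begin{example}\label{ex:unitstep}
The star with $2m$ boundary vertices attached to a bulk center by unit edges has $S_J=\min(|J|,2m-|J|)$. It is unit-step, and $D_S(\ell,\ell';J)=2m-2(m-1)=2$ whenever $|J|=m-1$. It has one class and spans an extreme ray of $\mathrm{SAC}_{2m-1}$; the cases $m=2$ and $m=3$ appeared above. The parity vector \eqref{eq:parityvector} is unit-step with $D_\pi(\ell,\ell';\emptyset)=2$, so it spans an extreme ray of $\mathrm{SAC}_3$, one that no graph model realizes. The vector of two disjoint unit edges $12$ and $34$ is unit-step with classes $\{1,2\}$ and $\{3,4\}$.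
\end{example}

\section{The leaf lift}\label{sec:lift}

Given $S\in\mathrm{HEC}_N$ we look for a holographic vector on more labels that coarse-grains to $S$, is unit-step, and has one class. A label whose boundary vertex is a \emph{leaf}, with a single incident edge of weight one, has steps of size at most one. A set of $n$ leaves has entropy at most $n$, so the party $i$ must be replaced by at least $S_i$ leaves, and it turns out that $S_i$ leaves are enough.

Let $S\in\mathrm{HEC}_N$ have integer components. Take a graph model for $S$, with arbitrary real weights, and let $t_i$ be the boundary vertex labeled $i\in X$. Make every $t_i$ a bulk vertex. If $S_i>0$, attach $S_i$ new boundary vertices to $t_i$ by edges of weight one; if $S_i=0$, add one isolated boundary vertex. Give each new boundary vertex its own label, and let $B_i$ be the set of labels created for $i$. The new label set $X'=[N'+1]$ has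
\[
N'+1=\sum_{i\in X}\max(S_i,1)\ \ge\ N+1
\]
elements, numbered so that $N'+1\in B_{N+1}$. The blocks $B_i$ define a coarse-graining $\Lambda$. The entropy vector $\widehat S\in\mathrm{HEC}_{N'}$ of the new model is the \emph{leaf lift} of $S$. Let $Y=B_{\operatorname{supp}S}$ be the set of labels carried by leaves. Then
\begin{equation}\label{eq:lift}
\widehat S_J=\min_{K\subseteq X}\Bigl(S_K+|(J\triangle B_K)\cap Y|\Bigr)\qquad(J\subseteq X').
\end{equation}
To see this, group the cuts admissible for $J$ by the set $K$ of indices $i$ for which $t_i$ lies in the cut. The old edges then cost at least $S_K$, with equality for a suitable choice of the old bulk vertices. The edge of a leaf $\ell\in B_i$ is cut when exactly one of $\ell\in J$ and $i\in K$ holds, that is, when $\ell\in J\triangle B_K$.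

\begin{lemma}\label{lem:lift}
Let $S\in\mathrm{HEC}_N$ have even integer components, and let $\widehat S$ be its leaf lift.
\begin{enumerate}
\item[(a)] $\Lambda\widehat S=S$.
\item[(b)] $\widehat S$ is unit-step, and $\widehat S_\ell=1$ exactly for $\ell\in Y$.
\item[(c)] Every class of $\widehat S$ has the form $B_P$ with $\emptyset\ne P\subseteq\operatorname{supp}S$ and $S_P=0$.
\end{enumerate}
\end{lemma}

\begin{proof}
(a) For $J\subseteq X$, formula \eqref{eq:lift} reads $\widehat S_{B_J}=\min_K\bigl(S_K+\sum_{i\in J\triangle K}S_i\bigr)$, because $|B_i\cap Y|=S_i$ for all $i$. The term $K=J$ equals $S_J$. No term is smaller: pass from $K$ to $J$ by adding or removing the elements of $J\triangle K$ one at a time, and use $|\Delta_iS|\le S_i$ from \eqref{eq:steps}.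

(b) The vector $\widehat S$ lies in $\mathrm{SAC}_{N'}$ by Lemma~\ref{lem:ssa}. If $\ell\notin Y$, the right side of \eqref{eq:lift} does not depend on whether $\ell\in J$, so $\Delta_\ell\widehat S=0$ and $\widehat S_\ell=0$. Let $\ell\in Y$. Adding $\ell$ to $J$ changes each term of the minimum by $\pm1$, so $|\Delta_\ell\widehat S(J)|\le1$. It remains to exclude the value $0$. Modulo $2$,
\begin{equation}\label{eq:parity}
S_K+|(J\triangle B_K)\cap Y|\ \equiv\ |J\cap Y|+S_K+\sum_{i\in K}S_i\ \equiv\ |J\cap Y| ,
\end{equation}
since all components of $S$ are even. Every term of the minimum has the parity of $|J\cap Y|$, hence so does $\widehat S_J$. Therefore $\Delta_\ell\widehat S(J)$ is odd, and so equal to $\pm1$. Finally $\widehat S_\ell=\Delta_\ell\widehat S(\emptyset)$ is nonnegative, so it equals $1$.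

(c) By (b) the classes partition $Y$. We show that two labels $\ell\ne\ell'$ in the same block $B_i\subseteq Y$ lie in the same class. By Proposition~\ref{prop:unit}(a) the class of $\ell$ has at least two elements, so $\ell\sim m$ for some $m$; choose $J$ with $D_{\widehat S}(\ell,m;J)\neq0$. If $m=\ell'$ we are done. Otherwise let $\tau$ be the transposition of $\ell$ and $\ell'$. It maps $Y$ and every $B_K$ to itself, so $\widehat S_{\tau J'}=\widehat S_{J'}$ for all $J'$ by \eqref{eq:lift}. Since $\tau\ell=\ell'$ and $\tau m=m$,
\[
D_{\widehat S}(\ell',m;\tau J)=D_{\widehat S}(\ell,m;J)\ne0 .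
\]
Thus $\ell\sim m\sim\ell'$. Every class $C$ is therefore a union of blocks contained in $Y$, say $C=B_P$ with $\emptyset\ne P\subseteq\operatorname{supp}S$, and $S_P=\widehat S_C=0$ by (a) and Proposition~\ref{prop:unit}(a).
\end{proof}

\begin{proposition}\label{prop:lift}
Let $S\in\mathrm{HEC}_N$, $S\ne0$, be indecomposable with even integer components. Then its leaf lift $\widehat S$ spans an extreme ray of $\mathrm{SAC}_{N'}$, where $N'+1=\sum_{i\in X}\max(S_i,1)$. This ray is realized by a graph model, and $\Lambda$ maps it onto the ray of $S$.
\end{proposition}

\begin{proof}
Since $\operatorname{supp}S\neq\emptyset$, the set $Y$ is nonempty and $\widehat S$ has at least one class. By Lemma~\ref{lem:lift}(c) and indecomposability, every class equals $B_{\operatorname{supp}S}=Y$. So there is exactly one class, and Proposition~\ref{prop:unit} applies. The last claim follows from Lemma~\ref{lem:lift}(a) and the linearity of $\Lambda$.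
\end{proof}

\begin{remark}\label{rem:parity}
Evenness enters only through \eqref{eq:parity}, which needs $S_K\equiv\sum_{i\in K}S_i \pmod 2$ for all $K\subseteq X$. The vector $(1,1,1)$ violates this for $K=[3]$, which is the failure seen in Section~\ref{sec:example}. The vector $(1,2,1)$ satisfies it for all $K$, and the computation of Section~\ref{sec:example} gives $\widehat S_J=\min(|J|,4-|J|)$: its lift is the four-leaf star from which it was obtained in Section~\ref{sec:intro}.
\end{remark}

\section{Proofs of the theorems}\label{sec:proofs}

\begin{proof}[Proof of Theorem~\ref{thm:main}]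
By Lemma~\ref{lem:integer}, $R$ contains a vector realized with even integer weights. Let $S$ be any such vector. Its components are sums of weights, so they are even integers. Lemma~\ref{lem:indec}, applied with $N'=N$ and the blocks $B_j=\{j\}$, shows that $S$ is indecomposable. Proposition~\ref{prop:lift} gives $N'$, $R'$ and $\Lambda$.
\end{proof}

Extremality of $R$ was used only to obtain a rational vector and indecomposability. Theorem~\ref{thm:class} says that these two properties are what matters.

\begin{proof}[Proof of Theorem~\ref{thm:class}]
Suppose the ray equals $\Lambda R'$. By \eqref{eq:inherit}, $R'$ is an extreme ray of $\mathrm{HEC}_{N'}$. By Lemma~\ref{lem:integer} it contains a vector $S'$ with integer components, so the ray contains the rational vector $\Lambda S'\ne0$, which is indecomposable by Lemma~\ref{lem:indec}. Conversely, if the ray contains a rational vector, it contains a multiple $S$ of it with even integer components, and $S\in\mathrm{HEC}_N$. If the ray is indecomposable, Proposition~\ref{prop:lift} applies to $S$.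
\end{proof}

\begin{proof}[Proof of Corollary~\ref{cor:cone}]
Coarse-graining maps $\mathrm{HEC}_{N'}$ into the convex cone $\mathrm{HEC}_N$, so the generated cone is contained in $\mathrm{HEC}_N$. For the opposite inclusion it suffices, by Lemma~\ref{lem:integer}, to consider a vector $S\in\mathrm{HEC}_N$ with even integer components. By Lemma~\ref{lem:lift} and Proposition~\ref{prop:unit}(a),
\[
S=\Lambda\widehat S=\sum_C\Lambda\bigl(\widehat S|_C\bigr),
\]
with the sum over the classes of $\widehat S$. Each $\widehat S|_C$ spans an extreme ray of $\mathrm{SAC}_{N'}$ by Proposition~\ref{prop:unit}(b), and it is realized by a graph model by Lemma~\ref{lem:split}(b), since $C$ splits $\widehat S$.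
\end{proof}

\begin{remark}
The value of $N'$ in Theorem~\ref{thm:main} need not be the smallest possible. For $N=1$ and an edge of weight $2$ it is $N'=3$, and for the four-leaf star with weights $2$ it is $N'=7$, although both rays are already extreme in $\mathrm{SAC}_N$ by Example~\ref{ex:unitstep}, so that $N'=N$ suffices.
\end{remark}

\begin{thebibliography}{1}
\bibitem{HHR}
Temple He, Veronika E. Hubeny, Massimiliano Rota,
\emph{A gap between holographic and quantum mechanical extreme rays of the subadditivity cone},
arXiv:2307.10137 (2023).
\end{thebibliography}
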